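# The permanent of random 0-1 matrices with constant line sums: a linear law for the cluster coefficients

## 1. Average $2\times 2$ subpermanents of $3\times3$ matrices with line sums 2

For an $n\times n$ matrix $A$ let $\operatorname{perm}_i(A)$ be the sum of the permanents of all $i\times i$ submatrices (choose $i$ rows and $i$ columns), with $\operatorname{perm}_0(A)=1$ and $\operatorname{perm}_n(A)=\operatorname{perm}(A)$. So $\operatorname{perm}_1(A)$ is the sum of all entries, and $\operatorname{perm}_2(A)$ is the sum of $a_{st}a_{s't'}$ over unordered pairs of cells lying in different rows and different columns. There are $2\binom n2^2$ such pairs; for $n=3$ this is $18$.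

Take $n=3$ and ask for the average of $\operatorname{perm}_2$ over random matrices with all row and column sums "equal to $2$", in four different senses.

*All 0-1 matrices with line sums exactly 2, uniformly* (expectation $E$). Such a matrix has six ones. Of the $\binom62=15$ pairs of ones, $3$ share a row and $3$ share a column. So $\operatorname{perm}_2=9$ for every such matrix, and $E(\operatorname{perm}_2)=9$.

*Sum of two independent uniform permutation matrices* (expectation $E_1$). By symmetry we need $18\,E_1(a_{11}a_{22})$. The two ones come from the same permutation ($2$ ways, probability $\frac1{3\cdot2}$ each) or from different ones ($2$ ways, probability $\frac19$ each). So $E_1(\operatorname{perm}_2)=18\left(\frac13+\frac29\right)=10$.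

*Folded permutation* (expectation $E_2$). Take a uniform $6\times6$ permutation matrix, cut it into four $3\times3$ blocks and add the blocks. Now $a_{11}$ and $a_{22}$ are each sums over $4$ cells, and every one of the $16$ pairs of cells carries two ones with probability $\frac1{6\cdot5}$. So $E_2(\operatorname{perm}_2)=18\cdot\frac{16}{30}=\frac{48}5=9.6$.

*Independent entries equal to $1$ with probability $2/3$* (expectation $E_B$). Here $E_B(\operatorname{perm}_2)=18\cdot\frac49=8$.

The values $9,\ 10,\ 9.6$ are all different, and all above $8$. The same computation works for any $r$ and $n$.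

* For $E$: $\operatorname{perm}_2=\binom{rn}2-2n\binom r2=\frac{rn(rn-2r+1)}2$ for every matrix in the ensemble.
* For $E_1$: $\frac{n^2(n-1)^2}{2}\left(\frac r{n(n-1)}+\frac{r(r-1)}{n^2}\right)$.
* For $E_2$: $\frac{n^2(n-1)^2}2\cdot\frac{r^4}{rn(rn-1)}$.
* For $E_B$: $\frac{n^2(n-1)^2}{2}\cdot\frac{r^2}{n^2}=\frac{r^2(n-1)^2}2$.

Now subtract the Bernoulli value and multiply by $\frac{n}{r^2(n-1)}$. Writing $T_2$ for the result, elementary algebra gives
$$T_2^{E_1}=\frac n{2r},\qquad T_2^{E_2}=\frac{n(n-1)}{2(rn-1)},\qquad T_2^{E}=\frac{n(n-r)}{2r(n-1)}. \tag{1}$$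
(The differences before scaling are $\frac{r(n-1)}2$, $\frac{r^2(n-1)^2}{2(rn-1)}$ and $\frac{r(n-r)}2$.) The three numbers differ for $r\ge2$, yet each is $\frac n{2r}+O(1)$. They are different at every finite size and agree to leading order, and the leading order is linear in $n$ with a coefficient that is a power of $1/r$. Does this persist for larger subpermanents? For that we must say what the analogue of $T_2$ is.

**The setting.** Fix $r\ge1$ and let $n\ge r$. The expectations are:

* $E$: the uniform measure on 0-1 $n\times n$ matrices with all row and column sums equal to $r$.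
* $E_B$: i.i.d. entries, equal to $1$ with probability $r/n$ and $0$ otherwise, so $E_B(\operatorname{perm}_k(B))=\binom nk^2k!\,(r/n)^k$.
* $E_1$: the sum of $r$ independent uniform permutation matrices. It is known that
$$E_1(\operatorname{perm}_m(A))=\frac{1}{(n!)^r}\binom nm^2 m!\sum_{\substack{m_1,\dots,m_r\ge 0\\ m_1+\dots+m_r=m}}\frac{m!\,(n-m_1)!\cdots(n-m_r)!}{m_1!\cdots m_r!}.$$
* $E_2$: take a uniform $rn\times rn$ permutation matrix; the $(s,t)$ entry of the $n\times n$ matrix is the sum of all entries whose index pair differs from $(s,t)$ by a vector $(an,bn)$ with $a,b$ integers. It is known that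
$$E_2(\operatorname{perm}_m(A))=\binom nm^2\frac{r^{2m}\,m!\,(rn-m)!}{(rn)!}.$$

Let $\mathcal E$ be one of $E,E_1,E_2$. For $0\le i\le n$ put
$$C_i=\frac{1}{r^i}\frac{n^i(n-i)!}{n!}\sum_{k=0}^i f(i,k)\,\mathcal E(\operatorname{perm}_{i-k}(A))\,(-1)^k\,E_B(\operatorname{perm}_k(B)),\qquad f(i,k)=\frac{\binom ni^2\binom ik^2}{\binom nk^2\binom n{i-k}^2}. \tag{2}$$
Then $C_0=1$, and $C_1=\frac1r(rn-rn)=0$ because $\operatorname{perm}_1$ has mean $rn$ in all cases. Put $C_i=0$ for $i>n$ and define $T_i=T_i(n)$, $i\ge2$, by the identity of formal power series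
$$1+\sum_{i\ge 2}C_i\,t^i=\exp\Bigl(\sum_{i\ge 2}T_i\,t^i\Bigr). \tag{3}$$
So $T_2=C_2$, $T_3=C_3$, $T_4=C_4-\frac12T_2^2$, $T_5=C_5-T_3T_2$, and so on. For $i=2$, formula (2) has $f(2,1)\,(rn)^2=r^2(n-1)^2=2E_B(\operatorname{perm}_2)$, so $C_2=\frac n{r^2(n-1)}\bigl(\mathcal E(\operatorname{perm}_2)-E_B(\operatorname{perm}_2)\bigr)$, which is the $T_2$ of (1).

Paul Federbush, "A Mysterious Cluster Expansion Associated to the Expectation Value of the Permanent of 0-1 Matrices", arXiv:1607.00885 (2016), asks about $\lim_{n\to\infty}\frac1nT_i(n)$ for fixed $i$ and $r$. The conjecture is that the limits for $E_1,E_2,E$ are equal, and that the common value is $Q_i=\sum_k a_k(i)r^{-k}$ with $i-1\ge k\ge h(i)$, where $h(i)=i/2$ for even $i$ and $(i+1)/2$ for odd $i$, and with $a_k(i)$ not depending on $r$. We prove it, with the constants. Write $\mathrm{Cat}_k=\frac1{k+1}\binom{2k}k$ for the Catalan numbers ($1,1,2,5,14,\dots$) and $c(x)=\sum_{k\ge0}\mathrm{Cat}_kx^k$.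

**Theorem 1.** For every $r\ge1$, $i\ge2$ and each of $E,E_1,E_2$,
$$T_i(n)=n\,Q_i+O(1),\qquad Q_i=\sum_{k=\lceil i/2\rceil}^{i-1}\frac{a_k(i)}{r^k},\qquad a_k(i)=\frac{(-1)^{i-1-k}}{i}\binom{k-1}{i-1-k}\mathrm{Cat}_k .$$
So the limits exist, coincide, and have the conjectured form. All $a_k(i)$ with $\lceil i/2\rceil\le k\le i-1$ are nonzero, so the range of $k$ is sharp. Equivalently, $\sum_{i\ge2} iQ_it^{i}=\frac{t^2}{r}\,c\!\left(\frac{t(1-t)}r\right)^2$.

A second theorem, on the $O(1)$ terms and on a converse, is stated in Section 11, once its vocabulary is available.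

**Conventions.** $r$ and $i$ are fixed and $n\to\infty$; constants in $O(\cdot)$ may depend on $r$, $i$ and other fixed indices, not on $n$, and "$n$ large" is always allowed. We write $(y)_s=y(y-1)\cdots(y-s+1)$, $[l]=\{1,\dots,l\}$, $\Delta f(m)=f(m+1)-f(m)$ and $N=rn$. The symbol $[t^i]F$ denotes the coefficient of $t^i$ in the power series $F$.

## 2. The coefficients $C_i$ as moments of a linear functional

Definition (2) looks heavy because of its normalization. Divide each expectation by what it would be for independent entries: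
$$x_m=\Bigl(\frac nr\Bigr)^m\frac{\mathcal E(\operatorname{perm}_m(A))}{\binom nm^2m!}\qquad(0\le m\le n). \tag{4}$$
Then $\mathcal E(\operatorname{perm}_{i-k})=\binom n{i-k}^2(i-k)!\,(r/n)^{i-k}x_{i-k}$, and
$$f(i,k)\,\mathcal E(\operatorname{perm}_{i-k})\,E_B(\operatorname{perm}_k)=\tbinom ni^2\tbinom ik^2k!\,(i-k)!\left(\tfrac rn\right)^ix_{i-k}=\tbinom ni^2\,i!\,\tbinom ik\left(\tfrac rn\right)^ix_{i-k}.$$
The prefactor in (2) cancels $(r/n)^i$, and $\binom ni^2\,i!\,\frac{(n-i)!}{n!}=\binom ni$. Hence $C_i=\binom ni\sum_k\binom ik(-1)^kx_{i-k}$. This is a binomial expansion in disguise. Let $L$ be the linear functional on polynomials in $X$ with $L(X^m)=x_m$, and let $U=X-1$. Then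
$$C_i=\binom ni L(U^i),\qquad 1+\sum_{i\ge2}C_it^i=L\bigl((1+tU)^n\bigr). \tag{5}$$
Here $L$ is applied coefficientwise in $t$. Only $x_0,\dots,x_i$ enter $C_i$ and $T_i$, so for $m>n$ we may choose $x_m$ as we like; we set $x_m=0$ there unless stated otherwise. We have $x_0=1$, and $C_1=0$ says $x_1=1$, that is, $L(U)=0$. By (3) and (5), $T_i=[t^i]\log L((1+tU)^n)$ for $2\le i\le n$.

**The ensemble $E_2$ by hand.** By (4), $x_m=\frac{N^m(N-m)!}{N!}=\frac{N^m}{(N)_m}$. So $(N-m)x_{m+1}=Nx_m$, which says that for $p=X^m$, and hence by linearity for every polynomial $p$ in the range where this recursion holds,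
$$L\bigl(NXp-X^2p'-Np\bigr)=0. \tag{6}$$
With $\mu_k=L(U^k)$, the choice $p=U^k$ gives $N\mu_{k+1}=k\,L\bigl((1+U)^2U^{k-1}\bigr)$, i.e. $(N-k)\mu_{k+1}=k(\mu_{k-1}+2\mu_k)$. Starting from $\mu_0=1,\mu_1=0$:
$$\mu_2=\frac1{N-1},\qquad \mu_3=\frac4{(N-1)(N-2)},\qquad \mu_4=\frac{3(N+6)}{(N-1)(N-2)(N-3)}.$$
Thus $T_3=C_3=\binom n3\mu_3\sim\frac{2n}{3r^2}$, linear again. For $i=4$, using $\binom n4=\frac{n^4}{24}\bigl(1-\frac6n+O(n^{-2})\bigr)$ and $\mu_4=\frac3{N^2}\bigl(1+\frac{12}N+O(N^{-2})\bigr)$,
$$C_4=\frac{n^2}{8r^2}\Bigl(1-\frac6n+\frac{12}{rn}+\cdots\Bigr),\qquad \tfrac12T_2^2=\frac{n^2}{8r^2}\Bigl(1-\frac2n+\frac2{rn}+\cdots\Bigr),$$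
where the dots are $O(n^{-2})$. The quadratic terms cancel, and $T_4=n\bigl(\frac5{4r^3}-\frac1{2r^2}\bigr)+O(1)$. This is why one takes a logarithm in (3): $C_4$ grows like $n^2$, and only $T_4$ is linear.

## 3. How accurately the numbers $x_m$ must be known

The direct plan is to expand $x_m$ in powers of $1/n$, insert the result, and watch the large terms cancel. For one fixed $i$ and an explicit formula it works, as we just saw. It stops at two points.

First, each new $i$ requires new cancellations, and nothing in the computation says why the outcome is always linear in $n$.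

Second, for $E$ there is no explicit formula for $x_m$, and approximations are not good enough. Suppose we alter a single number $x_i$ by $\varepsilon n^{1-i}$. Then $C_i$ changes by $\binom ni\varepsilon n^{1-i}$, the earlier $C_j$ do not change, and $T_i$ is $C_i$ plus a polynomial in earlier ones. So $T_i/n$ changes by an amount tending to $\varepsilon/i!$. Already for $i=3$, an unknown error of size $n^{-2}$ in $x_3$ spoils the limit. A statement such as "$x_m\to1$", or "$x_m^E=x_m^{E_2}(1+O(1/n))$", decides nothing for $i\ge 3$.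

So we need quantities built from the $x_m$ whose smallness records the cancellations. There will be two kinds: cumulants, which explain the linearity in $n$ (Sections 4 to 6), and finite differences in $m$, which are what one can actually estimate for $E$ (Sections 7 to 9).

## 4. Cumulants, set partitions and the exponential formula

**Cumulants.** For a sequence with $x_0=1$, define $\kappa_1,\kappa_2,\dots$ formally by
$$\log\sum_{m\ge0} x_m\frac{z^m}{m!}=\sum_{j\ge1}\kappa_j\frac{z^j}{j!}. \tag{7}$$
The number $\kappa_j$ depends only on $x_1,\dots,x_j$, and $\kappa_1=x_1=1$. Since $U=X-1$, we have $L(e^{zU})=e^{-z}L(e^{zX})$, so the cumulants of $U$ are $0,\kappa_2,\kappa_3,\dots$. From now on the first cumulant is this $0$.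

**Moments from cumulants.** Expanding the exponential gives the standard identity
$$L(U^K)=\sum_\pi\prod_{B\in\pi}\kappa_{|B|}, \tag{8}$$
the sum over set partitions $\pi$ of a $K$-element set. Since $\kappa_1$ is replaced by $0$, only blocks of size at least $2$ count: $\mu_2=\kappa_2$, $\mu_3=\kappa_3$, $\mu_4=\kappa_4+3\kappa_2^2$. For $E_2$ this gives
$$\kappa_4=\mu_4-3\mu_2^2=\frac3{N^2}\Bigl(1+\frac{12}N\Bigr)-\frac3{N^2}\Bigl(1+\frac2N\Bigr)+O(N^{-4})=\frac{30}{N^3}+O(N^{-4}).$$
While $\mu_4$ has size $n^{-2}$, $\kappa_4$ has size $n^{-3}$. In the example, $\kappa_2,\kappa_3,\kappa_4$ have sizes $n^{-1},n^{-2},n^{-3}$, and so we normalize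
$$\chi_j=n^{j-1}\kappa_j\qquad(j\ge2).$$

**Exponential formula.** Suppose that on every finite label set $[q]$ we have weighted structures that decompose into connected components partitioning $[q]$, with the weight multiplicative over components. If $W_q$ is the total weight on $[q]$ and $W_q^{\mathrm{conn}}$ that of the connected structures, then $\sum_{q\ge0}\frac{W_q}{q!}=\exp\sum_{q\ge1}\frac{W^{\mathrm{conn}}_q}{q!}$. It holds for formal weights as soon as each coefficient involves finitely many structures. A tiny instance: let $q=2$, each label a single point, the structures being partitions of the two points with weight $\prod\kappa_{|B|}$. The total is $\kappa_2+\kappa_1^2$, and its connected part is $\kappa_2$.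

## 5. The cluster formula and its leading trees

**Step 1: expand the power as an exponential.** The aim is to turn $n$ into a marker that counts something. Let $c_k=\frac{(-1)^{k-1}}k$ and let $a$ be a positive integer. Then $(1+tU)^a=\exp\bigl(a\sum_kc_kt^kU^k\bigr)$, so by (8)
$$L((1+tU)^a)=\sum_{q\ge0}\frac{a^q}{q!}\sum_{k_1,\dots,k_q\ge1}\ \prod_{j=1}^q c_{k_j}t^{k_j}\ \sum_\pi\prod_{B\in\pi}\kappa_{|B|}.$$
Here $\pi$ runs over set partitions of a disjoint union of "rows" $R_1,\dots,R_q$ with $|R_j|=k_j$.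

**Step 2: take the logarithm.** The purpose is to keep only connected structures. Make a bipartite multigraph whose vertices are the rows and the blocks of $\pi$, with one edge joining $R_j$ and $B$ for each common element. It has $\sum k_j$ edges, one per element. Each component contains a row, because blocks are nonempty. The weight, including $a^q$, $c_{k_j}t^{k_j}$ and $\kappa_{|B|}$, is multiplicative over components, and for each power $t^i$ only $q\le i$ rows occur. So the exponential formula, with the rows as labels, gives for $i\ge 1$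
$$[t^i]\log L((1+tU)^a)=\sum_{q\ge1}\frac{a^q}{q!}\sum_{k_1+\dots+k_q=i}\ \prod_jc_{k_j}\sum_{\pi\ \text{connected}}\ \prod_{B\in\pi}\kappa_{|B|}. \tag{9}$$

**Step 3: count powers of $n$.** Put $a=n$. Since the block sizes add up to $i$, $\prod_B\kappa_{|B|}=n^{|\pi|-i}\prod_B\chi_{|B|}$, so a term carries $n^{q+|\pi|-i}$. A connected multigraph with $i$ edges has at most $i+1$ vertices, with equality exactly for trees. Here there are $q+|\pi|$ vertices, so the exponent is at most $1$, with equality exactly when the multigraph is a tree. Therefore, for $2\le i\le n$,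
$$\frac{T_i}n=\Theta_i(\chi_2,\dots,\chi_i)+\frac1n\bigl(\text{polynomial in }\chi_2,\dots,\chi_i,\tfrac1n\bigr),\qquad \Theta_i=\sum_{\text{trees}}\frac1{q!}\prod_j c_{k_j}\prod_B\chi_{|B|}. \tag{10}$$

This is the reason for linearity: if the $\chi_j$ stay bounded, $T_i=O(n)$.

**Small cases.** In a tree two elements of one row never lie in the same block. For $i=2,3$ there is one block (sizes at least $2$), so all rows have size $1$: $\Theta_2=\frac{\chi_2}2$ and $\Theta_3=\frac{\chi_3}6$. For $i=4$ one block gives $\frac{\chi_4}{24}$. Two blocks of size $2$ need $q=3$ rows, of sizes $2,1,1$ in some order ($3$ orders); the two elements of the long row are matched with the two short rows in $2$ ways. This contributes $\frac1{3!}\cdot3\cdot(-\frac12)\cdot2\,\chi_2^2$, so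
$$\Theta_4=\frac{\chi_4}{24}-\frac{\chi_2^2}2 .$$
With $\chi_2\to\frac1r$ and $\chi_4\to\frac{30}{r^3}$ from the $E_2$ example this is $\frac5{4r^3}-\frac1{2r^2}$, in agreement with Section 2.

**Step 4: the form of the limit.** We want to see what the conjecture needs. Suppose that
$$\chi_j=r^{1-j}g_j+O(1/n)\ \ (j\ge2),\qquad g_j=(j-1)!\,\mathrm{Cat}_{j-1}=\frac{(2j-2)!}{j!}. \tag{11}$$
Substituting in (10), and using $\prod_Br^{1-|B|}=r^{|\pi|-i}$, we get $T_i=nQ_i+O(1)$ with
$$Q_i=\sum_{\text{trees}}\frac1{q!}\prod_jc_{k_j}\prod_Bg_{|B|}\;r^{|\pi|-i}. \tag{12}$$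
Blocks have size at least $2$, so $1\le|\pi|\le\lfloor i/2\rfloor$. With $k=i-|\pi|$ this is $\sum_ka_k(i)r^{-k}$ with $\lceil i/2\rceil\le k\le i-1$ and $a_k(i)$ independent of $r$. This is exactly the conjectured form, with the range $h(i)\le k\le i-1$ explained by the number of blocks.

It remains to prove (11) for each ensemble, and then to evaluate the tree sum.

## 6. A Catalan recursion: the ensembles $E_2$ and $E_1$

For a positive integer $M$ let
$$Y_M(z)=\sum_{m=0}^My_mz^m,\qquad y_m=\frac{M^m}{(M)_m\,m!},$$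
and let $\kappa_j(Y_M)$ be its cumulants, $\log Y_M(z)=\sum_j\kappa_j(Y_M)z^j/j!$. We show that for $1\le j\le M$
$$M^{j-1}\kappa_j(Y_M)=(j-1)!\,\psi_{j-1}(M),\qquad \psi_m(M)=\mathrm{Cat}_m+O(1/M)\ \text{ for fixed }m. \tag{13}$$

**Step 1: a differential equation.** For $m\le M-1$ we have $(M-m)(m+1)y_{m+1}=My_m$. The coefficient of $z^m$ in $MY'-zY''$ is $(M-m)(m+1)y_{m+1}$, so $zY''=M(Y'-Y)$ modulo $z^M$.

**Step 2: a Riccati equation for the logarithmic derivative.** This puts cumulants in place of moments. Substitute $z=Ms$ and write $\log Y_M(Ms)=M\varphi(s)$, $\psi=\varphi'(s)$. Then $Y'/Y=\psi$, and $Y''/Y=(Y'/Y)^2+(Y'/Y)'=\psi^2+\frac1M\psi'(s)$, the derivative in $z$ being $\frac1M\frac d{ds}$. Dividing Step 1 by $MY$,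
$$\psi=1+s\psi^2+\tfrac1M s\psi'\pmod{s^M}.$$

**Step 3: coefficients.** With $\psi=\sum\psi_ms^m$ this reads
$$\psi_0=1,\qquad \Bigl(1-\frac mM\Bigr)\psi_m=\sum_{a+b=m-1}\psi_a\psi_b\qquad(1\le m\le M-1).$$
For $M=\infty$ this is the Catalan recursion. By induction on $m$, $\psi_m(M)=\mathrm{Cat}_m+O(1/M)$. Finally, $M\psi(s)=\frac d{ds}\sum_j\kappa_j(Y_M)\frac{M^js^j}{j!}$; comparing coefficients of $s^{j-1}$ gives (13).

**The ensemble $E_2$.** Here $x_m=N^m/(N)_m$, so $\sum x_mz^m/m!=Y_N(z)$ modulo $z^{n+1}$. For $j\le n$,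
$$\chi_j=n^{j-1}\kappa_j(Y_N)=r^{1-j}N^{j-1}\kappa_j(Y_N)=r^{1-j}(j-1)!\,\psi_{j-1}(N),$$
and (11) follows from (13).

**The ensemble $E_1$.** By (4) and the known formula,
$$x_m=r^{-m}\sum_{m_1+\dots+m_r=m}\frac{m!}{m_1!\cdots m_r!}\prod_{j=1}^r\frac{n^{m_j}}{(n)_{m_j}} .$$
Dividing by $m!$ turns the sum into a Cauchy product: $\sum x_m\frac{z^m}{m!}=Y_n(z/r)^r$ modulo $z^{n+1}$. Taking logarithms, $\kappa_j=r\cdot r^{-j}\kappa_j(Y_n)$, so $\chi_j=r^{1-j}(j-1)!\,\psi_{j-1}(n)$, and (11) follows again.

## 7. The configuration model for $E$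

**Definition.** Give each row and each column $r$ points. Let $\pi$ be a uniform bijection from the $N$ row points to the $N$ column points, and let $a_{ij}$ be the number of points of row $i$ that are sent to points of column $j$.

This is the law of $E_2$: label points by $1,\dots,N$ and let the residue modulo $n$ name the row or column. A given 0-1 matrix with line sums $r$ arises from exactly $(r!)^{2n}$ bijections, since in each row we distribute the $r$ points over the $r$ ones, and likewise in each column. So $E$ is this law conditioned on all $a_{ij}\le1$.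

**Example.** For $n=r=2$ there are $24$ bijections and one admissible matrix, the all-ones matrix, which arises $2^4=16$ times. So the probability of a 0-1 matrix is $\frac{16}{24}=\frac23$.

**Definition.** For $J\subset[n]$ give row $j$ and column $j$ only $r_j=r-\mathbf 1_{j\in J}$ points each, and let $S_J$ be the probability that a uniform bijection between these $N-|J|$ row points and $N-|J|$ column points has $a_{ij}\le1$ for all $i,j$ and $a_{jj}=0$ for $j\in J$. By symmetry $S_J$ depends only on $|J|$; put $S_m=S_{[m]}$.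

**A formula for $x_m^E$.** The law $E$ is invariant under permuting rows and permuting columns, and $\operatorname{perm}_m$ is a sum of $\binom nm^2m!$ products of $m$ entries in distinct rows and columns. So $E(\operatorname{perm}_m)/(\binom nm^2m!)=P_E(a_{11}=\dots=a_{mm}=1)$. In the configuration model, the event that the matrix is 0-1 and $a_{11}=\dots=a_{mm}=1$ splits disjointly according to which pair of points realizes each $a_{jj}=1$. There are $r^{2m}$ choices; a given choice occurs with probability $1/(N)_m$; and given it, the remaining points form a uniform bijection that must satisfy the conditions defining $S_m$. Dividing by $S_0$, the probability of being 0-1,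
$$P_E(a_{11}=\dots=a_{mm}=1)=\frac{r^{2m}}{(N)_m}\frac{S_m}{S_0},\qquad x_m^E=\frac{N^m}{(N)_m}\,\rho_m,\quad \rho_m=\frac{S_m}{S_0}. \tag{14}$$
So $\rho_m$ is the exact correction factor from $E_2$ to $E$.

By Section 3, knowing $\rho_m=1+O(1/n)$ for each $m$ is not sufficient. We need to know that $\rho_m$ varies slowly with $m$, and the right measure is the sequence of finite differences. Recall that $\Delta^lf(0)=\sum_k(-1)^{l-k}\binom lkf(k)$ and, inversely (Newton), $f(m)=\sum_l\binom ml\Delta^lf(0)$. For instance, $f(m)=m^2$ has differences $0,1,2,0,0,\dots$ at $0$, and $m^2=\binom m1+2\binom m2$.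

**The first differences of $\rho$ by hand.** We know $x_1=1$, so $\rho_1=1$ and $\Delta\rho(0)=0$. From $\operatorname{perm}_2=\frac{rn(rn-2r+1)}2$ we get $x_2^E=\frac{n(rn-2r+1)}{r(n-1)^2}$ and
$$\Delta^2\rho(0)=\rho_2-1=\frac{(rn-1)(rn-2r+1)-r^2(n-1)^2}{r^2(n-1)^2}=-\frac{(r-1)^2}{r^2(n-1)^2}.$$
So the second difference is $O(n^{-2})$. The aim of the next section is $\Delta^l\rho(0)=O(n^{-l})$ for every $l$.

## 8. Finite differences of the probabilities $S_m$

**Step 1: expand the indicators in binomial coefficients.** This makes expectations computable. By binomial inversion, for integers $a\ge0$,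
$$\mathbf 1_{a\le1}=\sum_{b\ge0}\beta_b\binom ab,\quad \beta_b=(-1)^b(1-b),\qquad\qquad \mathbf 1_{a=0}=\sum_{b\ge0}(-1)^b\binom ab .$$
Indeed $\beta_b=\sum_a(-1)^{b-a}\binom ba\mathbf 1_{a\le1}=(-1)^b+(-1)^{b-1}b$. So $\beta_0,\beta_1,\beta_2,\beta_3=1,0,-1,2$; at $a=3$ the sum is $1-3+2=0$, as it should be. The fact that $\beta_1=0$ will be decisive.

**Step 2: mixed binomial moments.** Let $b$ be a matrix of nonnegative integers with row sums $b_{i+}$, column sums $b_{+j}$ and total $|b|$. The product $\prod\binom{a_{ij}}{b_{ij}}$ counts the ways to choose, for all $i,j$, $b_{ij}$ of the matched pairs between row $i$ and column $j$. The number of conceivable choices is found as follows. In row $i$ choose disjoint sets of points of sizes $b_{ij}$: $(r_i)_{b_{i+}}/\prod_jb_{ij}!$ ways. Do the same in columns. Then match corresponding sets: $\prod b_{ij}!$ ways. A prescribed set of $|b|$ pairs is present with probability $1/(N-|J|)_{|b|}$. So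
$$\mathbb E\prod_{i,j}\binom{a_{ij}}{b_{ij}}=\frac{\prod_i(r_i)_{b_{i+}}\prod_j(r_j)_{b_{+j}}}{\prod_{ij} b_{ij}!\;(N-|J|)_{|b|}}\quad(|b|\le N-|J|),$$
and it is $0$ if $|b|>N-|J|$.

**Step 3: the expansion of $S_J$.** Multiplying the indicators over all cells and taking expectations,
$$S_J=\sum_{s\le N-|J|}\frac{G_s(J)}{(N-|J|)_s},\qquad G_s(J)=\sum_{|b|=s}w_J(b),\qquad w_J(b)=\prod_{(i,j)}\frac{\beta^J_{b_{ij}}}{b_{ij}!}\ \prod_i(r_i)_{b_{i+}}(r_i)_{b_{+i}}. \tag{15}$$
Here $\beta^J_b=(-1)^b$ on cells $(j,j)$ with $j\in J$ and $\beta^J_b=\beta_b$ on all other cells. A nonzero weight forces $b_{i+}\le r_i$, so the sums are finite and $G_s(J)=0$ for $s>N-|J|$. By symmetry $G_s(J)$ depends only on $|J|$, and we write $G_s(m)$.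

For $n=r=2$, $J=\emptyset$: the zero matrix gives $1$; the four matrices with a single entry $2$ give $-\frac12\cdot 2\cdot2=-2$ each; the two matrices with two entries $2$ in different rows and columns give $4$ each; all others have weight $0$. So $S_0=1-\frac8{12}+\frac8{24}=\frac23$, as found in Section 7.

The dependence on $m=|J|$ sits in two places in (15), in $G_s(m)$ and in $1/(N-m)_s$. Lemma A treats the first; Lemma B combines them.

**Lemma A.** For fixed $l\ge0$ and $K>0$, $\displaystyle\sum_{s\ge0}|\Delta^lG_s(0)|\,(K/n)^s=O(n^{-l})$.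

The reason is this. Each of the $l$ differences forces $b$ to have a nonzero entry in row $j$ or column $j$, for $j=1,\dots,l$. A nonzero entry in an ordinary cell is at least $2$ (as $\beta_1=0$) and costs $n^{-2}$, and there are about $2n$ cells to choose from, for a net $n^{-1}$. A nonzero entry in the cell $(j,j)$ may be $1$ and costs $n^{-1}$ with one choice. An entry serving two indices of $[l]$ costs $n^{-2}$. In all cases the price is at least $n^{-1}$ per index.

*Proof.* *Factor the difference.* Since $G_s(J)$ depends only on $|J|$, $\Delta^lG_s(0)=\sum_{J\subset[l]}(-1)^{l-|J|}G_s(J)$. For $J\subset[l]$ the weight $w_J(b)$ depends on $J$ only through one factor for each $j\in[l]$, which is $\lambda_j^1$ if $j\in J$ and $\lambda_j^0$ if $j\notin J$: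
$$\lambda_j^0=\frac{\beta_{b_{jj}}}{b_{jj}!}(r)_{b_{j+}}(r)_{b_{+j}},\qquad \lambda^1_j=\frac{(-1)^{b_{jj}}}{b_{jj}!}(r-1)_{b_{j+}}(r-1)_{b_{+j}} .$$
Let $V(b)$ be the product of all remaining factors. The signed sum over $J$ factors:
$$\Delta^lG_s(0)=\sum_{|b|=s}V(b)\prod_{j\in[l]}(\lambda_j^1-\lambda_j^0).$$
If row $j$ and column $j$ of $b$ both vanish, then $\lambda_j^0=\lambda_j^1=1$ and the term is zero. So only those $b$ matter that *touch* every $j\in[l]$: they have a nonzero entry in row $j$ or in column $j$.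

*Bound the factors.* We have $1+|\beta_b|\le2\cdot2^b$: for $b=0$ both sides are $2$, for $b=1$ it reads $1\le4$, and for $b\ge2$ it reads $b\le2^{b+1}$. So $|\lambda_j^1-\lambda_j^0|\le2\cdot\frac{2^{b_{jj}}}{b_{jj}!}r^{b_{j+}+b_{+j}}$. In $V(b)$ bound each $(r)_{b_{i+}}(r)_{b_{+i}}$ by $r^{b_{i+}+b_{+i}}$. All powers of $r$ together make $r^{2|b|}$. With $\eta=r^2K/n$,
$$\sum_s|\Delta^lG_s(0)|(K/n)^s\le2^l\sum_{b\text{ touching }[l]}\ \prod_{\text{cells }c}\gamma_c(b_c)\,\eta^{b_c},$$
where $\gamma_c(b)=2^b/b!$ for the *special* cells $(j,j)$, $j\le l$, and $\gamma_c(b)=|\beta_b|/b!$ otherwise. In all cases $\gamma_c(0)=1$.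

*Weight of a nonzero entry.* Take $n$ so large that $\eta\le1$ and put $\omega_c=\sum_{b\ge1}\gamma_c(b)\eta^b$. For an ordinary cell, $\beta_1=0$ gives
$$\omega_c\le\eta^2\sum_{b\ge2}\frac{b-1}{b!}=\eta^2\sum_{b\ge2}\Bigl(\frac1{(b-1)!}-\frac1{b!}\Bigr)=\eta^2.$$
For a special cell $\omega_c\le\eta(e^2-1)\le7\eta$.

*Reduce to minimal covers.* Say that a set $U$ of cells covers $[l]$ if every $j\in[l]$ is the row index or the column index of a cell in $U$. If $b$ touches $[l]$, its support covers $[l]$ and so contains a minimal cover $U$. By minimality each cell of $U$ covers some index that no other cell of $U$ covers. Hence $|U|\le l$, and each cell of $U$ has an index in $[l]$. For fixed $U$, summing over all $b$ whose support contains $U$ gives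
$$\prod_{c\in U}\omega_c\prod_{c\notin U}(1+\omega_c)\le\prod_{c\in U}\omega_c\cdot e^{n^2\eta^2+7l\eta}=O(1)\prod_{c\in U}\omega_c,$$
because $n\eta=r^2K$.

*Sum over $U$.* Let $U$ contain $u_a$ off-diagonal cells with both indices in $[l]$ (at most $l^2$ such cells exist, $\omega\le\eta^2$), $u_b$ cells with exactly one index in $[l]$ (at most $2ln$ exist, $\omega\le\eta^2$), and $u_d$ cells $(j,j)$ with $j\le l$ (there are $l$, $\omega\le7\eta$). These types cover at most $2,1,1$ indices per cell, so $2u_a+u_b+u_d\ge l$. The total is at most a constant times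
$$\sum_{\substack{u_a+u_b+u_d\le l\\ 2u_a+u_b+u_d\ge l}}(l^2\eta^2)^{u_a}(2ln\eta^2)^{u_b}(7l\eta)^{u_d}.$$
There are finitely many terms, each $O(n^{-2u_a-u_b-u_d})=O(n^{-l})$. $\square$

By Newton's formula $G_s(m)=\sum_l\binom ml\Delta^lG_s(0)$, so Lemma A also gives, for fixed $m$,
$$\sum_s|G_s(m)|(K/n)^s=O(1). \tag{16}$$

**Lemma B.** For every fixed $l$, $\Delta^lS_m|_{m=0}=O(n^{-l})$.

*Proof.* *A lower bound for falling factorials.* For integers $0\le s\le y$,
$$(y)_s=s!\binom ys\ge s!\Bigl(\frac ys\Bigr)^s\ge\Bigl(\frac ye\Bigr)^s, \tag{17}$$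
using $s!\ge(s/e)^s$; for $s=0$ the outer inequality is trivial.

*Discard large $s$.* Let $s_0=\lfloor N/2\rfloor$, $0\le m\le l$, $n$ large, so that $N-m\ge N/2$. By (17) the part of $S_m$ with $s>s_0$ is at most
$$\sum_{s>s_0}|G_s(m)|\Bigl(\frac{2e}N\Bigr)^s\le e^{-s_0}\sum_s|G_s(m)|\Bigl(\frac{2e^2}N\Bigr)^s=O(e^{-N/2})$$
by (16) with $K=2e^2/r$. The difference $\Delta^lS_m|_{m=0}$ combines $l+1$ such values, so this part is negligible.

*Differences of $1/(N-m)_s$.* For $s\le s_0$ let $g_s(m)=1/(N-m)_s$. Since $(y)_s=y\,(y-1)_{s-1}$ and $(y-1)_s=(y-1)_{s-1}(y-s)$,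
$$\frac1{(y-1)_s}-\frac1{(y)_s}=\frac{y-(y-s)}{y\,(y-1)_{s-1}(y-s)}=\frac s{(y)_{s+1}},$$
that is, $\Delta g_s=s\,g_{s+1}$. Iterating, $\Delta^qg_s(k)=\frac{s(s+1)\cdots(s+q-1)}{(N-k)_{s+q}}$. For $q,k\le l$ and $n$ large we have $s+q\le N-k$ and $N-k\ge N/2$. With $(s+q)^q\le q!\,e^{s+q}$ and (17),
$$0\le\Delta^qg_s(k)\le(s+q)^q\Bigl(\frac{2e}N\Bigr)^{s+q}\le q!\Bigl(\frac{2e^2}N\Bigr)^{s+q}=O(n^{-q})\Bigl(\frac{2e^2}N\Bigr)^s,$$
uniformly in $s\le s_0$.

*Combine.* From $\Delta(Gg)(m)=\Delta G(m)\,g(m+1)+G(m)\,\Delta g(m)$ one gets the Leibniz rule $\Delta^l(Gg)(0)=\sum_k\binom lk\Delta^kG(0)\,\Delta^{l-k}g(k)$. Hence, by Lemma A with $K=2e^2/r$,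
$$\sum_{s\le s_0}|\Delta^l(G_sg_s)(0)|\le\sum_{k=0}^lO(n^{-(l-k)})\sum_s|\Delta^kG_s(0)|\Bigl(\frac{2e^2}{rn}\Bigr)^s=\sum_{k=0}^lO(n^{-(l-k)})\,O(n^{-k})=O(n^{-l}).\qquad\square$$

Since $\rho_m=S_m/S_0$, we also need $S_0$ bounded away from $0$.

**Lemma C.** $S_0\to e^{-(r-1)^2/2}>0$.

*Proof.* By (15), $S_0=\sum_bw_\emptyset(b)/(N)_{|b|}$ over $|b|\le N$. With $\eta=er^2/N=er/n$ and (17), $\frac{|w_\emptyset(b)|}{(N)_{|b|}}\le\prod_c\frac{|\beta_{b_c}|}{b_c!}\eta^{b_c}$. Let $n$ be large enough that $\eta\le1$. As in Lemma A, each cell has total weight at most $1+\eta^2$, and all cells together at most $e^{n^2\eta^2}=O(1)$. Matrices with an entry equal to $1$ have weight $0$. Two classes are negligible.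

* Some entry at least $3$: choose the cell ($n^2$ ways), whose weight is at most $\eta^3\sum_{b\ge3}\frac{b-1}{b!}\le\eta^3$. The contribution is at most $n^2\eta^3e^{n^2\eta^2}=O(1/n)$.
* Two nonzero entries in one line: at most $2n^3$ pairs of cells, weight at most $\eta^4$. The contribution is at most $2n^3\eta^4e^{n^2\eta^2}=O(1/n)$.

The remaining $b$ have $a$ entries equal to $2$, in distinct rows and columns, and zeros elsewhere. They contribute
$$\sum_a\binom na^2a!\,\Bigl(-\frac12\Bigr)^a\frac{(r(r-1))^{2a}}{(N)_{2a}} .$$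
By $\binom na^2a!\le\frac{n^{2a}}{a!}$ and (17), the $a$-th term is at most $\frac1{a!}\bigl(\frac{e^2(r-1)^2}2\bigr)^a$ in absolute value, which is summable. (For $r=1$ only $a=0$ is nonzero; for $r\ge2$, $2a\le2n\le N$, so (17) applies.) The $a$-th term tends to $\frac1{a!}\bigl(-\frac{(r-1)^2}2\bigr)^a$. By dominated convergence the sum tends to $e^{-(r-1)^2/2}$. $\square$

## 9. From the differences of $\rho_m$ to the cumulants of $E$

Let $d_l=\Delta^l\rho_m|_{m=0}=\Delta^lS_m|_{m=0}/S_0$. Then $d_0=1$, and Lemmas B and C give $d_l=O(n^{-l})$. Fix $i\le n$ and work modulo $z^{i+1}$; let $Y=Y_N$.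

**Step 1: differences become derivatives.** We translate (14) into generating functions. Newton's formula $\rho_m=\sum_l\binom mld_l$ and $\sum_m\binom ml\,y_mz^m=\frac{z^l}{l!}Y^{(l)}(z)$ give
$$\sum_mx_m^E\frac{z^m}{m!}=\sum_md_{\ast}(m)\,y_mz^m=\sum_ld_l\frac{z^l}{l!}Y^{(l)}(z),\qquad\text{where } d_\ast(m)=\sum_l\tbinom mld_l=\rho_m .$$

**Step 2: the derivatives are under control after scaling.** Put $z=Ns$ and $B_l(s)=Y^{(l)}(Ns)/Y(Ns)$. Then $B_0=1$, and differentiating in $s$ gives $B_l'=N(B_{l+1}-\psi B_l)$, with $\psi=Y'(Ns)/Y(Ns)$ as in Section 6. So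
$$B_{l+1}=\psi B_l+\tfrac1NB_l'.$$
The coefficients of $\psi$ are $O(1)$ by (13), so by induction on $l$ each fixed coefficient of each $B_l$ is $O(1)$.

**Step 3: take logarithms.** Here the rate $d_l=O(n^{-l})$ is exactly what is used. We have
$$\log\sum_mx^E_m\frac{(Ns)^m}{m!}=\log Y(Ns)+\log\Bigl(1+\sum_{l\ge1}(d_lN^l)\frac{s^l}{l!}B_l(s)\Bigr).$$
Since $d_lN^l=O(1)$, the last term has $O(1)$ coefficients. Comparing coefficients of $s^j$ for $j\le i$: $N^j\kappa_j^E=N^j\kappa_j^{E_2}+O(1)$. Multiplying by $n^{j-1}/N^j=O(1/n)$,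
$$\chi_j^E=\chi_j^{E_2}+O(1/n).$$
So (11) holds for $E$ as well.

By Step 4 of Section 5, for all three ensembles $T_i=nQ_i+O(1)$ with the same $Q_i=\sum_{k=h(i)}^{i-1}a_k(i)r^{-k}$ and $a_k(i)$ independent of $r$. This proves the conjecture. The remaining claim of Theorem 1 is the value of $a_k(i)$.

## 10. Evaluating the tree sum by a three-term recurrence

Summing (12) over trees directly is unpleasant. But we now know that the limits exist, and we may compute them in the most convenient ensemble. The $a_k(i)$ do not depend on $r$, and a polynomial in $1/r$ is determined by infinitely many values. So it suffices to treat $r\ge2$ with $E_2$. In this section let $x_m=L(X^m)=N^m/(N)_m$ for all $m\le N$ (note $n+1\le N$). Put $\sigma=1-t$,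
$$D=1+tU=\sigma+tX,\qquad z_a=L(D^a)\quad(a=n-1,n,n+1).$$
Then $z_n=L((1+tU)^n)$ is the series in (5), since it involves only $x_m$ with $m\le n$.

**Step 1: a recurrence in the exponent.** Identity (6) holds for all $p$ of degree at most $N-1$ in $X$. Take $p=D^n$, with $p'=ntD^{n-1}$, multiply by $t$ and substitute $tX=D-\sigma$:
$$0=L\bigl(N(D-\sigma)D^n-n(D-\sigma)^2D^{n-1}-tND^n\bigr).$$
Collecting powers of $D$ and using $N\sigma+Nt=N$,
$$(N-n)\,z_{n+1}=(N-2n\sigma)\,z_n+n\sigma^2\,z_{n-1}. \tag{18}$$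

**Step 2: the ratios converge.** We want to pass to the limit in (18). Apply (9) with $a=n+1$ and $a=n$, for fixed $i\ge2$ and $n$ large, and subtract. A structure with $q$ rows and partition $\pi$ gets the factor $\frac1{q!}\bigl((n+1)^q-n^q\bigr)n^{|\pi|-i}=\frac1{q!}\bigl(q\,n^{q-1}+O(n^{q-2})\bigr)n^{|\pi|-i}$ times $\prod c_{k_j}\prod\chi_{|B|}$. Since $q+|\pi|\le i+1$, this converges, the $\chi_j$ being convergent; the limit is $\frac q{q!}\prod c_{k_j}\prod\lim\chi_{|B|}$ for trees and $0$ otherwise. The same holds, with the same limit, for $n^q-(n-1)^q$. For $i\le1$ the coefficients of $\log(z_{n+1}/z_n)$ and $\log(z_n/z_{n-1})$ are $0$, because $L(1)=1$ and $L(U)=0$. So $z_{n+1}/z_n$ and $z_n/z_{n-1}$ converge coefficientwise to one and the same series $R$, with $R(0)=1$.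

**Step 3: a quadratic equation for $R$.** Divide (18) by $nz_n$ and let $n\to\infty$: $(r-1)R=(r-2\sigma)+\sigma^2/R$, that is,
$$(r-1)R^2-(r-2\sigma)R-\sigma^2=0. \tag{19}$$
There is only one power series solution with $R(0)=1$. Indeed, at $t=0$, $R=1$ the $R$-derivative of the left side is $2(r-1)-(r-2)=r$, so the coefficient of $t^k$ in (19) reads $r\,[t^k]R+(\text{expression in lower coefficients})=0$, and $r\ne0$.

**Step 4: $Q_i$ in terms of $R$.** Since $z_n'=nL(UD^{n-1})$ and $tU=D-1$, we have $tz_n'=n(z_n-z_{n-1})$, so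
$$\frac tn\,(\log z_n)'=1-\frac{z_{n-1}}{z_n}.$$
The coefficient of $t^i$ on the left is $iT_i/n$ for $2\le i\le n$. In the limit,
$$\sum_{i\ge2}iQ_it^i=1-\frac1R. \tag{20}$$

**Step 5: solve (19).** Let $x=\frac{t\sigma}r$ and $y=\frac tr\,c(x)$. The Catalan series satisfies $c=1+xc^2$, so
$$ry(1-\sigma y)=tc\,(1-xc)=t(c-xc^2)=t. \tag{21}$$
Put $\tilde R=\frac{1-\sigma y}{1-y}$; then $\tilde R(0)=1$. The left side of (19) equals $rR(R-1)-(R-\sigma)^2$. At $R=\tilde R$, multiplied by $(1-y)^2$, it becomes
$$r(1-\sigma y)\bigl[(1-\sigma y)-(1-y)\bigr]-\bigl[(1-\sigma y)-\sigma(1-y)\bigr]^2=r(1-\sigma y)\,y(1-\sigma)-(1-\sigma)^2 .$$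
Since $1-\sigma=t$, relation (21) turns this into $t\cdot t-t^2=0$. So $R=\tilde R$ by uniqueness. Again by (21), $(1-ry^2)(1-\sigma y)=1-\sigma y-ty=1-y$, so $\frac1R=1-ry^2$.

**Step 6: read off coefficients.** From (20), using $c(x)^2=\frac{c(x)-1}x=\sum_{k\ge1}\mathrm{Cat}_kx^{k-1}$,
$$\sum_{i\ge2}iQ_it^i=ry^2=\frac{t^2}r\,c\Bigl(\frac{t(1-t)}r\Bigr)^2=\sum_{k\ge1}\mathrm{Cat}_k\frac{t^{k+1}(1-t)^{k-1}}{r^k}.$$
The coefficient of $t^i$ gives
$$iQ_i=\sum_k(-1)^{i-1-k}\binom{k-1}{i-1-k}\mathrm{Cat}_k\,r^{-k}.$$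
The binomial coefficient is nonzero exactly when $0\le i-1-k\le k-1$, i.e. $\frac i2\le k\le i-1$. This is Theorem 1, for $r\ge2$ by the computation and for $r=1$ because the $a_k(i)$ in (12) do not depend on $r$. $\blacksquare$

As a check, $Q_2=\frac1{2r}$, $Q_3=\frac2{3r^2}$, $Q_4=\frac5{4r^3}-\frac1{2r^2}$, the values found by hand in Sections 1 and 2.

## 11. The bounded terms, and the converse for cumulants

**Theorem 2.**

(a) For $r\ge2$ the $O(1)$ terms really differ:
$$T_2^{E_1}=\frac n{2r},\qquad T_2^{E_2}=\frac{n(n-1)}{2(rn-1)}=\frac n{2r}-\frac{r-1}{2r^2}+o(1),\qquad T_2^{E}=\frac{n(n-r)}{2r(n-1)}=\frac n{2r}-\frac{r-1}{2r}+o(1).$$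

(b) For any ensemble (or any numbers used in place of $\mathcal E(\operatorname{perm}_m)$) with $x_0=x_1=1$, where $x_m$ is defined in (4) and $\kappa_j$ in (7): $T_i/n\to Q_i$ for all $i\ge2$ if and only if $n^{j-1}\kappa_j\to r^{1-j}\frac{(2j-2)!}{j!}$ for all $j\ge2$.

*Proof of (a).* The exact values are (1). For $E_2$, $\frac{n(n-1)}{2(rn-1)}=\frac{n-1}{2r}\bigl(1+\frac1{rn}+O(n^{-2})\bigr)=\frac n{2r}-\frac1{2r}+\frac1{2r^2}+o(1)$. For $E$, $\frac{n(n-r)}{2r(n-1)}=\frac n{2r}\bigl(1-\frac{r-1}{n-1}\bigr)=\frac n{2r}-\frac{r-1}{2r}+o(1)$. The constant terms $0$, $-\frac{r-1}{2r^2}$, $-\frac{r-1}{2r}$ are pairwise distinct for $r\ge2$. So in Theorem 1 the error $O(1)$ cannot be replaced by $o(1)$ when $r\ge2$.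

*Proof of (b).* Sections 2, 4 and 5 used only $x_0=x_1=1$. The "if" part is (10), together with the fact that, by (12), $Q_i$ is $\Theta_i$ evaluated at $\chi_j=r^{1-j}g_j$, where $g_j=\frac{(2j-2)!}{j!}$.

For "only if" we isolate $\chi_i$ in $T_i$. In (9) with $a=n$ consider the partition with a single block. It is connected for every $(k_1,\dots,k_q)$, and its total contribution is
$$\kappa_i\sum_{q\ge1}\frac{n^q}{q!}\sum_{k_1+\dots+k_q=i}\prod_jc_{k_j}=\kappa_i\,[t^i]e^{n\log(1+t)}=\binom ni\kappa_i .$$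
Every other partition has at least two blocks and involves only $\kappa_j$ with $j<i$. Since $\frac1n\binom ni\kappa_i=\frac{(n)_i}{n^i}\frac{\chi_i}{i!}$, the power count behind (10) gives
$$\frac{T_i}n=\frac{(n)_i}{n^i}\,\frac{\chi_i}{i!}+\bigl(\text{polynomial in }\chi_2,\dots,\chi_{i-1},\tfrac1n\bigr). \tag{22}$$
The system (22) is triangular and $\frac{(n)_i}{n^i}\to1$. By induction on $i$, convergence of $T_j/n$ for $2\le j\le i$ is equivalent to convergence of $\chi_j$ for $2\le j\le i$, and the limits of the $T_j/n$ determine the limits of the $\chi_j$. So if $T_i/n\to Q_i$ for all $i$, the $\chi_j$ converge, to limits that are determined by the $Q_i$. The values $r^{1-j}g_j$ produce exactly the limits $Q_i$, by the "if" part, so they are the limits of the $\chi_j$. $\blacksquare$
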